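\title{Three adjacent sites determine a generic translation invariant matrix product state of qubits with bond dimension two, and two do not}

\begin{abstract}
We consider translation invariant matrix product states of $N\ge4$ qubits with bond dimension two and open boundary conditions, and ask which reduced density operators determine such a state up to phase within this class. We prove a conjecture of Critch and Morton: the reduced density operator of any three adjacent sites determines a generic state, and that of one or two adjacent sites does not. Diagonalizing the pencil of the two defining matrices puts a generic state into a form governed by two lines in $\mathbb{C}^2$, a coupling $w$, a fugacity $z$ and two boundary vectors. Three sites see $z$ directly. Two sites see it only through the Gram matrices of the environments. For two sites at the end of the chain the generic fiber, modulo phase, is a finite union of circles. For two sites in the interior the parameter count is balanced, and non-uniqueness comes from a parity argument for a proper, non-surjective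 map between manifolds of dimension six.
\end{abstract}

\section{Introduction}\label{sec:intro}

Let $A_0,A_1$ be complex $2\times2$ matrices and let $\xi,\eta\in\mathbb{C}^2$. For $r\ge1$ the \emph{translation invariant matrix product state with open boundary conditions} on $r$ qubits is the vector
\begin{equation}\label{eq:mps}
\Psi_r(A_0,A_1,\xi,\eta)=\sum_{i_1,\dots,i_r\in\{0,1\}}\xi^TA_{i_1}\cdots A_{i_r}\eta\;|i_1\dots i_r\rangle\in(\mathbb{C}^2)^{\otimes r},
\end{equation}
where $|i_1\dots i_r\rangle$ is the standard basis. The coefficient can also be written $\operatorname{tr}(\eta\xi^TA_{i_1}\cdots A_{i_r})$. The size $D=2$ of the matrices is the bond dimension, the number $d=2$ of matrices is the dimension of a site, and translation invariance means that the same pair of matrices is used at every site. We fix $N\ge4$, write $\theta=(A_0,A_1,\xi,\eta)\in\mathbb{C}^{12}\cong\mathbb{R}^{24}$ and $\Psi(\theta)=\Psi_N(\theta)$, and let $\mathrm{OB}(2,2,N)$ be the set of all vectors $\Psi(\theta)$. States are not normalized.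

For a set $S\subseteq\{1,\dots,N\}$ of sites, the \emph{reduced density operator} $\rho_S(\Psi)$ is the partial trace of $|\Psi\rangle\langle\Psi|$ over the sites outside $S$. For $S=\{1,2,3\}$ its entries are
\[
\sum_{i_4,\dots,i_N}\Psi_{j_1j_2j_3i_4\dots i_N}\,\overline{\Psi_{k_1k_2k_3i_4\dots i_N}} .
\]
The operator $\rho_S(\Psi)$ records exactly the expectation values of observables acting on $S$: if $O$ acts on the sites of $S$, then $\langle\Psi,(O\otimes I)\Psi\rangle=\operatorname{tr}(O\rho_S(\Psi))$. It does not change when $\Psi$ is multiplied by a phase. We say that $\Psi\in\mathrm{OB}(2,2,N)$ is \emph{determined by $\rho_S$} if every $\Psi'\in\mathrm{OB}(2,2,N)$ with $\rho_S(\Psi')=\rho_S(\Psi)$ equals $e^{i\vartheta}\Psi$ for some real $\vartheta$; equivalently, the circle $S^1$ acts transitively on the fiber of $\rho_S|_{\mathrm{OB}(2,2,N)}$ through $\Psi$. A property holds for a \emph{generic} state if it holds for $\Psi(\theta)$ for all $\theta$ outside a proper real-algebraic subset of $\mathbb{R}^{24}$. A \emph{chain of $k$ sites} is a set $\{m,\dots,m+k-1\}\subseteq\{1,\dots,N\}$.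

A unitary acting on the sites outside $S$ leaves $\rho_S$ unchanged, so a local operator can determine a state only because the competitors are confined to a small class. With $1\times1$ matrices the class consists of the vectors $\lambda v^{\otimes N}$, and one site suffices: $\rho_{\{1\}}=|\lambda|^2\|v\|^{2N-2}vv^*$ gives the line through $v$ and the norm of the state. For $2\times2$ matrices a first guess comes from counting. The substitutions $(gA_jg^{-1},g^{-T}\xi,g\eta)$ with $g\in GL_2$ and $(sA_j,s^{-N}\xi,\eta)$ with $s\in\mathbb{C}^*$ do not change the state, so one expects $12-4-1=7$ complex parameters, or $13$ real parameters modulo phase, whatever $N$ is. A Hermitian operator on $k$ qubits has $4^k$ real entries. The count excludes one site, and since $13<16$ it suggests that two sites might be enough. Critch and Morton \cite{CM} conjectured that three are needed: for every $N\ge4$,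
\begin{itemize}
\item[(i)] for every chain $S$ of three sites, a generic state in $\mathrm{OB}(2,2,N)$ is determined by $\rho_S$;
\item[(ii)] for no chain $S$ of one or two sites is it true that a generic state in $\mathrm{OB}(2,2,N)$ is determined by $\rho_S$.
\end{itemize}
We prove both statements.

\begin{theorem}\label{thm:three}
Let $N\ge4$. There is a proper real-algebraic subset $Z\subset\mathbb{R}^{24}$, namely the set where one of the conditions \textup{(G1)--(G3)} of Section~\ref{sec:normal} fails, such that for $\theta\notin Z$ the state $\Psi(\theta)$ is determined by $\rho_S$ for every set $S$ containing three adjacent sites.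
\end{theorem}

\begin{theorem}\label{thm:two}
Let $N\ge4$ and let $S$ be a chain of one or two sites. The set of parameters $\theta$ for which $\Psi(\theta)$ is determined by $\rho_S$ has empty interior in $\mathbb{R}^{24}$, and it is contained in a proper real-algebraic subset.
\end{theorem}

Theorem~\ref{thm:three} is (i). Theorem~\ref{thm:two} implies (ii), because the complement of a proper real-algebraic set contains a ball; it says more, namely that a generic state is \emph{not} determined. Thus a chain of $k$ sites determines a generic state if $k\ge3$ and fails to determine a generic state if $k\le2$. For the end chains $\{1,2\}$ and $\{N-1,N\}$ we also describe the fiber: Theorem~\ref{thm:fiber} shows that for a generic state it is, modulo phase, a finite non-empty disjoint union of circles.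

The proofs rest on one normal form (Section~\ref{sec:normal}) and one formula for $\rho_S$ (Section~\ref{sec:env}). Section~\ref{sec:four} works out $N=4$, where every idea is already visible. The competitors in the definition of ``determined'' are arbitrary elements of $\mathrm{OB}(2,2,N)$ and need not be generic; Section~\ref{sec:pencil} shows that the range of $\rho_S$ forces them into the same normal form. Sections \ref{sec:three}, \ref{sec:two} and \ref{sec:fiber} prove the three theorems.

\subsection*{Conventions}
The inner product is $\langle u,u'\rangle=\sum\bar u_iu'_i$. The indices $a,b,c,e$ run over $\{0,1\}$, and $e_0,e_1$ is the standard basis of $\mathbb{C}^2$. We write $X\circ Y$ for the entrywise product of matrices, $D_z=\operatorname{diag}(1,z)$ for a scalar $z$, and $[x]\in\mathbb{CP}^1$ for the line through $x\ne0$. The \emph{Gram matrix} of vectors $u_0,u_1$ is the matrix with entry $\langle u_{a'},u_a\rangle$ in position $(a,a')$; it is positive semidefinite, and positive definite if and only if $u_0,u_1$ are independent. For two scalars $x_0,x_1$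 it is $xx^*$. We use three elementary facts.
\begin{itemize}
\item[(M)] If $S\subseteq S'$ and $\Psi$ is determined by $\rho_S$, then it is determined by $\rho_{S'}$, since $\rho_S$ is a partial trace of $\rho_{S'}$.
\item[(R)] Reversing the order of the sites maps $\Psi(A_0,A_1,\xi,\eta)$ to $\Psi(A_0^T,A_1^T,\eta,\xi)$. So reversal preserves $\mathrm{OB}(2,2,N)$, it is induced by a linear automorphism of $\mathbb{C}^{12}$, and it exchanges ``determined by $\rho_S$'' with ``determined by $\rho_{\bar S}$'', where $\bar S$ is the mirror image of $S$.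
\item[(S)] The set $\mathrm{OB}(2,2,N)$ is closed under scaling. So if $\Psi$ is determined by $\rho_S$ and $\lambda\neq0$, then $\lambda\Psi$ is determined by $\rho_S$.
\end{itemize}

\section{A normal form}\label{sec:normal}

The span of $A_0$ and $A_1$ is a pencil of $2\times2$ matrices, and $\det(sA_0+tA_1)$ is a binary quadratic form. When it has two distinct roots, both matrices become diagonal after multiplication on the left and on the right by fixed invertible matrices. Each product in \eqref{eq:mps} then expands as a sum over paths in $\{0,1\}$, and the state takes the form of a Boltzmann weight of a one-dimensional lattice gas, written in a basis that need not be orthogonal.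

Let $V=[v_0\;v_1]\in GL_2$ be a basis of $\mathbb{C}^2$ and let $w\in\mathbb{C}\setminus\{0,1\}$. For $z\in\mathbb{C}^*$ and $x,y\in\mathbb{C}^2$ put
\begin{equation}\label{eq:family}
\Psi_{V,w}(z,x,y)=\sum_{a_1,\dots,a_N}x_{a_1}\,y_{a_N}\,z^{a_2+\dots+a_{N-1}}\,w^{a_1a_2+\dots+a_{N-1}a_N}\;v_{a_1}\otimes\cdots\otimes v_{a_N}.
\end{equation}
Each occupied interior site carries the fugacity $z$, each occupied pair of neighbors carries the coupling $w$, and the two end sites carry the weights $x$ and $y$. Reversing the chain exchanges $x$ and $y$. Put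
\[
W=(w^{ab})=\begin{pmatrix}1&1\\1&w\end{pmatrix}\in GL_2,\qquad \Delta_j=\operatorname{diag}(v_0(j),v_1(j))\quad(j=0,1),
\]
where $v_a(j)$ is the $j$-th coordinate of $v_a$.

\begin{lemma}\label{lem:diag}
Let $A_j=P\Delta_jQ$ with $P,Q\in GL_2$, and put $G=QP$, $\hat\xi=P^T\xi$, $\hat\eta=Q\eta$.
\begin{itemize}
\item[(a)] For every $r\ge1$,
\[
\Psi_r(A_0,A_1,\xi,\eta)=\sum_{a_1,\dots,a_r}\hat\xi_{a_1}G_{a_1a_2}\cdots G_{a_{r-1}a_r}\hat\eta_{a_r}\;v_{a_1}\otimes\cdots\otimes v_{a_r}.
\]
\item[(b)] Suppose all entries of $G$ are nonzero, and put $g=G_{00}$, $p=G_{10}/G_{00}$, $q=G_{01}/G_{00}$, $w=G_{00}G_{11}/(G_{01}G_{10})$. Then $w\notin\{0,1\}$, $G_{ab}=g\,p^aq^bw^{ab}$, and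
\[
\Psi_N(A_0,A_1,\xi,\eta)=\Psi_{V,w}(z,x,y),\qquad z=pq,\quad x=D_p\hat\xi,\quad y=g^{N-1}D_q\hat\eta .
\]
\item[(c)] Every vector \eqref{eq:family} lies in $\mathrm{OB}(2,2,N)$.
\end{itemize}
\end{lemma}

\begin{proof}
(a) We have $\xi^TA_{i_1}\cdots A_{i_r}\eta=\hat\xi^{\,T}\Delta_{i_1}G\Delta_{i_2}\cdots G\Delta_{i_r}\hat\eta$, and expanding the product gives the stated coefficient times $v_{a_1}(i_1)\cdots v_{a_r}(i_r)$.
(b) The formula for $G_{ab}$ holds entry by entry, and $w\ne1$ because $\det G\neq0$. The product $G_{a_1a_2}\cdots G_{a_{N-1}a_N}$ equals $g^{N-1}p^{a_1+\dots+a_{N-1}}q^{a_2+\dots+a_N}w^{a_1a_2+\dots+a_{N-1}a_N}$, so an interior site collects $(pq)^{a_i}$, the first site $p^{a_1}$ and the last site $q^{a_N}$.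
(c) Take $P=I$, $Q=WD_z$, $\xi=x$, $\eta=Q^{-1}D_z^{-1}y$; then $g=p=1$ and $q=z$ in (b).
\end{proof}

We now state the genericity conditions. The first is
\begin{itemize}
\item[(G1)] $\det A_0\ne0$, and $M=A_0^{-1}A_1$ has discriminant $\delta=(\operatorname{tr}M)^2-4\det M\ne0$.
\end{itemize}
Under (G1) choose $Q\in GL_2$ with $M=Q^{-1}\operatorname{diag}(\mu_0,\mu_1)Q$; here $\mu_0\ne\mu_1$ and $\delta=(\mu_1-\mu_0)^2$. With $v_a=(1,\mu_a)$ and $P=A_0Q^{-1}$ we have $\Delta_0=I$, $\Delta_1=\operatorname{diag}(\mu_0,\mu_1)$ and $A_j=P\Delta_jQ$. We call the choice of $Q$ a \emph{normal form} of $\theta$; it comes with $G=QA_0Q^{-1}$, $\hat\xi$ and $\hat\eta$ as in Lemma~\ref{lem:diag}. The other two conditions are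
\begin{itemize}
\item[(G2)] all entries of $G$, $\hat\xi$ and $\hat\eta$ are nonzero;
\item[(G3)] $\langle v_0,v_1\rangle\neq0$.
\end{itemize}
Under (G1) and (G2), Lemma~\ref{lem:diag}(b) gives $\Psi(\theta)=\Psi_{V,w}(z,x,y)$ with $x,y\in(\mathbb{C}^*)^2$. We call $(V,w,z,x,y)$ the \emph{reduced data} of the normal form.

\begin{proposition}\label{prop:generic}
Conditions \textup{(G2)} and \textup{(G3)} do not depend on the choice of $Q$. The set $Z$ of parameters for which one of \textup{(G1)--(G3)} fails is a proper real-algebraic subset of $\mathbb{R}^{24}$, invariant under reversal.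
\end{proposition}

\begin{proof}
We express the conditions through $\theta$ alone. Conjugation by $Q$ takes $A_0$ to $G$ and $M$ to $\Delta_1$, and $[G,\Delta_1]$ has entries $G_{ab}(\mu_b-\mu_a)$. Hence $\det[A_0,M]=G_{01}G_{10}\,\delta$, and since $\det G=\det A_0$,
\[
G_{01}G_{10}\,\delta=\det[A_0,M],\qquad G_{00}G_{11}\,\delta=\delta\det A_0+\det[A_0,M].
\]
From $A_j\eta=P\Delta_j\hat\eta$ and $A_j^T\xi=Q^T\Delta_j\hat\xi$ we get
\[
\det(A_0\eta,A_1\eta)=\det P\cdot\hat\eta_0\hat\eta_1(\mu_1-\mu_0),\qquad \det(A_0^T\xi,A_1^T\xi)=\det Q\cdot\hat\xi_0\hat\xi_1(\mu_1-\mu_0).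
\]
So (G2) says that $\det[A_0,M]$, $\delta\det A_0+\det[A_0,M]$, $\det(A_0\eta,A_1\eta)$ and $\det(A_0^T\xi,A_1^T\xi)$ are nonzero. Next, $\langle v_0,v_1\rangle=1+\bar\mu_0\mu_1$, and $4\operatorname{Re}(\bar\mu_0\mu_1)=|\mu_0+\mu_1|^2-|\mu_0-\mu_1|^2=|\operatorname{tr}M|^2-|\delta|$. Therefore
\[
|\langle v_0,v_1\rangle|^2=1+|\det M|^2+\tfrac12\bigl(|\operatorname{tr}M|^2-|\delta|\bigr),
\]
and (G3) says $|\delta|^2\neq(2+2|\det M|^2+|\operatorname{tr}M|^2)^2$. The entries of $M$ are polynomials in $\theta$ divided by $\det A_0$. After multiplying by powers of $\det A_0$ and of its conjugate and taking squared moduli, (G1)--(G3) say that finitely many real polynomials do not vanish, and $Z$ is the zero set of their product. It is proper: for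
\[
A_0=\begin{pmatrix}2&1\\1&1\end{pmatrix},\qquad A_1=A_0\operatorname{diag}(0,1),\qquad \xi=\eta=(1,1)^T
\]
we can take $Q=I$, and then $P=G=A_0$, $\delta=1$, $\hat\xi=(3,2)^T$, $\hat\eta=(1,1)^T$, $\langle v_0,v_1\rangle=1$. Finally $A_j^T=Q^T\Delta_jP^T$, so $P^T$ is a normal form of the reversed parameters, with $(V,G,\hat\xi,\hat\eta)$ replaced by $(V,G^T,\hat\eta,\hat\xi)$.
\end{proof}

Within the family \eqref{eq:family} the remaining parameters can be read off from the state.

\begin{lemma}\label{lem:rigid}
Let $x_0\ne0$ and $y\ne0$. If $\Psi_{V,w}(z',x',y')=\lambda\Psi_{V,w}(z,x,y)$ with $\lambda\neq0$, then $z'=z$, $[x']=[x]$ and $[y']=[y]$.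
\end{lemma}

\begin{proof}
The vectors $v_{a_1}\otimes\cdots\otimes v_{a_N}$ form a basis, so we may compare coefficients. Those with $a_2=\dots=a_{N-1}=0$ give $x'y'^{\,T}=\lambda xy^T\neq0$, hence $[x']=[x]$ and $[y']=[y]$. Choose $c$ with $y_c\neq0$, and take $a_1=0$, $a_2=1$, $a_3=\dots=a_{N-1}=0$, $a_N=c$. Since $N\ge4$, site $3$ is interior and no two occupied sites are neighbors, so $z'x'_0y'_c=\lambda zx_0y_c$. With $x_0'y'_c=\lambda x_0y_c\ne0$ this gives $z'=z$.
\end{proof}

\section{Environments and the transfer map}\label{sec:env}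

Fix $V$ and $w$, and let $\Gamma$ be the Gram matrix of $v_0,v_1$; it is positive definite, and (G3) says $\Gamma_{01}\ne0$. Let $S$ be a chain of $k\in\{2,3\}$ sites with $n$ sites to its left and $n'$ sites to its right, so $n+n'=N-k$. To compute $\rho_S$ we cut the sum \eqref{eq:family} at the first and last sites of $S$. Define vectors in $(\mathbb{C}^2)^{\otimes j}$ by
\[
\phi^{(0)}_a=x_a,\quad \phi^{(j+1)}_a=z^a\sum_ew^{ea}\,\phi^{(j)}_e\otimes v_e;\qquad
\chi^{(0)}_c=y_c,\quad \chi^{(j+1)}_c=z^c\sum_ew^{ce}\,v_e\otimes\chi^{(j)}_e .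
\]
The vector $\phi^{(n)}_a$ collects everything to the left of $S$ together with the weight of the first site of $S$, which is $x_a$ if $n=0$ and $z^a$ otherwise; $\chi_c^{(n')}$ does the same on the right. What remains is a vector on $S$:
\begin{equation}\label{eq:eac}
\varepsilon_{ac}=w^{ac}\,v_a\otimes v_c\quad(k=2),\qquad
\varepsilon_{ac}=v_a\otimes m_{ac}\otimes v_c\quad(k=3),
\end{equation}
where
\[
m_{ac}=\sum_bw^{ab}z^bw^{bc}v_b=v_0+zw^{a+c}v_1 .
\]
Then $\Psi_{V,w}(z,x,y)=\sum_{a,c}\phi^{(n)}_a\otimes\varepsilon_{ac}\otimes\chi^{(n')}_c$. The four vectors $\varepsilon_{ac}$ are independent, since $w\neq0$ and $m_{ac}\ne0$. Let $J:\mathbb{C}^2\otimes\mathbb{C}^2\to(\mathbb{C}^2)^{\otimes k}$ be the injective linear map $e_a\otimes e_c\mapsto\varepsilon_{ac}$. The \emph{transfer map} is the real-linear map on Hermitian $2\times2$ matrices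
\[
E_z(X)=D_zW(X\circ\Gamma)W^*D_z^* .
\]

\begin{proposition}\label{prop:rho}
With $L=E_z^n(xx^*)$ and $K=E_z^{n'}(yy^*)$,
\begin{equation}\label{eq:rho}
\rho_S(\Psi_{V,w}(z,x,y))=\sum_{a,a',c,c'}L_{aa'}K_{cc'}\,|\varepsilon_{ac}\rangle\langle\varepsilon_{a'c'}|=J(L\otimes K)J^* .
\end{equation}
Consequently the range of $\rho_S$ is $J(\operatorname{ran}L\otimes\operatorname{ran}K)$, and $\rho_S$ and $J$ together determine $L\otimes K$.
\end{proposition}

\begin{proof}
Tracing out the left and right blocks gives \eqref{eq:rho} with $L$ and $K$ the Gram matrices of $\phi^{(n)}_0,\phi^{(n)}_1$ and of $\chi_0^{(n')},\chi^{(n')}_1$. If $L^{(j)}$ is the Gram matrix of the $\phi^{(j)}_a$, then $L^{(0)}=xx^*$ and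
\[
L^{(j+1)}_{aa'}=\sum_{e,e'}z^aw^{ea}\,\langle\phi_{e'}^{(j)},\phi_e^{(j)}\rangle\langle v_{e'},v_e\rangle\,\bar w^{e'a'}\bar z^{a'}=E_z(L^{(j)})_{aa'},
\]
because $W$ is symmetric. The same computation applies to $\chi$. The last sentence holds because $J$ is injective and $J^*$ is surjective.
\end{proof}

The difference between two and three sites is visible in \eqref{eq:eac}. For $k=3$ the fugacity $z$ appears in $J$, through the middle site, and therefore in the range of $\rho_S$. For $k=2$ the map $J$ depends on $V$ and $w$ only, and $z$ enters $\rho_S$ only through $L$ and $K$.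

This refines the heuristic count of the introduction. Rescaling $v_0$ and $v_1$ can be absorbed into $z,x,y$, so a state \eqref{eq:family} depends on $[v_0],[v_1],w,z,[x],[y]$ and a scalar, which is $13$ real parameters modulo phase. For $k=2$ the operator \eqref{eq:rho} depends on $[v_0],[v_1],w$ ($6$ real parameters) and on $L\otimes K$. For an end chain, say $n=0$, we have $L=xx^*$ and $L\otimes K$ carries $2+4$ parameters; the total is $12$, and one expects fibers of dimension one. For an inner chain $L\otimes K$ carries $4+4-1$ parameters; the total is $13$, and counting cannot decide whether a fiber has one point or several.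

\begin{lemma}\label{lem:transfer}
Let $z\in\mathbb{C}^*$.
\begin{itemize}
\item[(a)] If $\Gamma_{01}\neq0$, then $E_z$ is bijective.
\item[(b)] Let $X\ne0$ be positive semidefinite. Then $E_z(X)$ is positive semidefinite with positive diagonal entries. It is positive definite if $X_{00}X_{11}>0$ and has rank one otherwise. In particular $E^n_z(X)$ is positive definite for $n\ge2$, and $E_z(xx^*)$ is positive definite if and only if $x_0x_1\neq0$.
\item[(c)] There is a constant $\kappa>1$, depending only on $V$ and $w$, such that for all $z\in\mathbb{C}^*$ and all positive semidefinite $X\ne0$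
\begin{equation}\label{eq:kappa}
\kappa^{-1}|z|^2\le \frac{E_z(X)_{11}}{E_z(X)_{00}}\le\kappa|z|^2 .
\end{equation}
\end{itemize}
\end{lemma}

\begin{proof}
(a) All entries of $\Gamma$ are nonzero, so $X\mapsto X\circ\Gamma$ is invertible, and $D_zW$ is invertible.
(b) Since $|X_{01}|^2\le X_{00}X_{11}$,
\[
\det(X\circ\Gamma)=X_{00}X_{11}\Gamma_{00}\Gamma_{11}-|X_{01}|^2|\Gamma_{01}|^2\ge X_{00}X_{11}\det\Gamma .
\]
If $X_{00}X_{11}>0$, then $X\circ\Gamma$ is positive definite, and so is $E_z(X)$. Otherwise $X=X_{aa}e_ae_a^*$ for one $a$, and $E_z(X)=X_{aa}\Gamma_{aa}uu^*$ with $u=D_zWe_a$, whose entries are nonzero.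
(c) The ratio $E_1(X)_{11}/E_1(X)_{00}$ is continuous and positive on the compact set of positive semidefinite matrices of trace one and is unchanged by scaling $X$. Conjugation by $D_z$ multiplies it by $|z|^2$.
\end{proof}

\section{The chain of four sites}\label{sec:four}

In this section $N=4$, $x,y\in(\mathbb{C}^*)^2$ and $\Gamma_{01}\ne0$, and we compare $\Psi=\Psi_{V,w}(z,x,y)$ with other states of the form \eqref{eq:family}.

\subsection*{Three sites}
Let $S=\{1,2,3\}$. Then $L=xx^*$ and $K=E_z(yy^*)$ is positive definite, so the range of $\rho_S$ is the plane spanned by $\psi_0\otimes v_0$ and $\psi_1\otimes v_1$, where $\psi_c=\sum_ax_av_a\otimes m_{ac}$. In the basis $v_a\otimes v_b$ the coefficient matrices are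
\[
\psi_0:\ \begin{pmatrix}x_0&x_0z\\x_1&x_1zw\end{pmatrix},\qquad
\psi_1:\ \begin{pmatrix}x_0&x_0zw\\x_1&x_1zw^2\end{pmatrix}.
\]
They are not proportional, since $w\ne1$. Hence the only vectors in the plane that factor across the last site are the multiples of $\psi_0\otimes v_0$ and of $\psi_1\otimes v_1$, and the range determines the lines $[v_0]$ and $[v_1]$. Once $v_0,v_1$ are fixed, ratios of entries of $\psi_0$ give $z$, $w$ and $[x]$. Then $J$ is known, so $\rho_S$ gives $K$, and inverting $E_z$ gives $yy^*$.

\subsection*{Two inner sites}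
Let $S=\{2,3\}$. We begin with a case in which a second state can be written down.

\begin{example}\label{ex:minus}
Let $w=-1$, let $v_0,v_1$ be unit vectors with real inner product, and let $U$ be the linear map exchanging them; it is unitary because it preserves their Gram matrix. Let $\Pi$ exchange the two coordinates of $\mathbb{C}^2$. Replacing $a_1$ by $1-a_1$ multiplies $(-1)^{a_1a_2}$ by $(-1)^{a_2}$, and replacing $a_4$ by $1-a_4$ multiplies $(-1)^{a_3a_4}$ by $(-1)^{a_3}$. Therefore
\[
(U\otimes I\otimes I\otimes U)\,\Psi_{V,-1}(z,x,y)=\Psi_{V,-1}(-z,\Pi x,\Pi y).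
\]
The two states have the same $\rho_{\{2,3\}}$, and by Lemma~\ref{lem:rigid} they are not proportional.
\end{example}

For general $w$ there is no such symmetry, but the parity behind it survives. Given a positive definite $L$, let us find the $z'\in\mathbb{C}^*$ for which $L=E_{z'}(x'x'^{\,*})$ has a solution $x'$. The matrix $X=E_{z'}^{-1}(L)$ satisfies $X\circ\Gamma=Y$ with $Y=(D_{z'}W)^{-1}L(D_{z'}W)^{-*}$ positive definite. So $X$ has positive diagonal, and $X=x'x'^{\,*}$ for some $x'$, unique up to phase and with nonzero entries, exactly when $\det X=0$. This condition reads $|Y_{01}|^2/(Y_{00}Y_{11})=|\Gamma_{01}|^2/(\Gamma_{00}\Gamma_{11})$, that is,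
\[
\frac{\det Y}{Y_{00}Y_{11}}=\epsilon,\qquad \epsilon=\frac{\det\Gamma}{\Gamma_{00}\Gamma_{11}}\in(0,1).
\]
The rows of $(D_{z'}W)^{-1}$ are $(wz',-1)$ and $-(z',-1)$, each divided by $(w-1)z'$, and $\det Y=\det L/|(w-1)z'|^2$. With $\nu_L(s)=L_{00}|s|^2-2\operatorname{Re}(sL_{01})+L_{11}$, which is the value of the positive form $L$ on the row $(s,-1)$, the condition becomes $h_L(z')=0$, where
\[
h_L(z')=\epsilon\,\nu_L(wz')\,\nu_L(z')-|w-1|^2\det L\,|z'|^2 .
\]
Since $h_L(0)=\epsilon L_{11}^2>0$ and $h_L$ grows like $|z'|^4$, the zero set $C_L$ is a compact subset of $\mathbb{C}^*$, and $C_{\tau L}=C_L$ for $\tau>0$. By Proposition~\ref{prop:rho} and Lemma~\ref{lem:rigid}, the states $\Psi_{V,w}(z',x',y')$ with the same $\rho_{\{2,3\}}$ as $\Psi$ correspond, modulo phase, to the points of $C_L\cap C_K$, with $L=E_z(xx^*)$ and $K=E_z(yy^*)$.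

Suppose that $0$ is a regular value of $h_K$, so that $C_K$ is a finite union of smooth closed curves, and that $h_L$ has only simple zeros along $C_K$. Going once around a component of $C_K$, the function $h_L$ changes sign at each zero and returns to its starting value, so the number of zeros is even. The point $z$ is one of them, so there is another, and $\Psi$ is not determined. (For $w=-1$ the functions $h_L,h_K$ are even, which is Example~\ref{ex:minus}.) In Section~\ref{sec:two} we recast this as a statement about a proper map. In that form it holds for every $N$, needs no formula for the curves, and needs no verification of transversality.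

\section{The range of $\rho_S$ determines the pencil}\label{sec:pencil}

A competitor $\Psi'=\Psi_N(B_0,B_1,\xi',\eta')$ is subject to no genericity condition: its pencil may be singular or may have a double root. The tool for excluding this is the range of $\rho_S$. For a subspace $\mathcal{X}\subseteq\mathbb{C}^2$ and $r\ge2$ let
\[
\Lambda:\mathcal{X}\otimes\mathbb{C}^2\to(\mathbb{C}^2)^{\otimes r},\qquad \Lambda(\xi\otimes\eta)=\Psi_r(B_0,B_1,\xi,\eta).
\]
If $S$ is a chain of $r$ sites with $n$ sites to its left, then $\rho_S(\Psi')=\sum|\psi\rangle\langle\psi|$, where the sum runs over the basis states $i$ of the other sites and $\psi=\Psi_r(B_0,B_1,\xi_i,\eta_i)$, with $\xi_i^T=\xi'^{\,T}B_{i_1}\cdots B_{i_n}$ and $\eta_i=B_{i_{n+r+1}}\cdots B_{i_N}\eta'$. Hence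
\begin{equation}\label{eq:range}
\operatorname{ran}\rho_S(\Psi')\subseteq\operatorname{im}\Lambda\quad\text{for }\mathcal{X}=\operatorname{span}\{\xi_i\},
\end{equation}
and $\mathcal{X}=\mathbb{C}\xi'$ if $n=0$. The next lemma says that if $\operatorname{im}\Lambda$ contains a space as large as it can be, split along two directions of the last site, then these directions are those of the pencil.

\begin{lemma}\label{lem:pencil}
Let $v_0,v_1\in\mathbb{C}^2$ be independent, $r\ge2$, and
\[
\mathcal{R}=\mathcal{R}_0\otimes v_0\oplus\mathcal{R}_1\otimes v_1\subseteq(\mathbb{C}^2)^{\otimes(r-1)}\otimes\mathbb{C}^2,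
\]
with $\dim\mathcal{R}_0=\dim\mathcal{R}_1=k\ge1$ and $\mathcal{R}_0\cap\mathcal{R}_1=0$. Let $B_0,B_1$ be any $2\times2$ matrices and $\dim\mathcal{X}\le k$. If $\mathcal{R}\subseteq\operatorname{im}\Lambda$, then $\Lambda$ is injective, $\operatorname{im}\Lambda=\mathcal{R}$, $\dim\mathcal{X}=k$, and $B_j=P'\Delta_jQ'$ for some $P',Q'\in GL_2$.
\end{lemma}

\begin{proof}
The inequalities $2k=\dim\mathcal{R}\le\dim\operatorname{im}\Lambda\le2\dim\mathcal{X}\le2k$ give the first three claims. A vector $\psi_0\otimes v_0+\psi_1\otimes v_1$ lies in $\mathcal{R}$ if and only if $\psi_c\in\mathcal{R}_c$ for both $c$. This has two consequences.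
\begin{itemize}
\item[(1)] If $0\neq\psi\otimes u\in\mathcal{R}$, then $[u]\in\{[v_0],[v_1]\}$; otherwise $\psi\in\mathcal{R}_0\cap\mathcal{R}_1=0$.
\item[(2)] There is no subspace $\mathcal{T}$ with $\dim\mathcal{T}\le k$ and $\mathcal{R}\subseteq\mathcal{T}\otimes\mathbb{C}^2$; otherwise $\mathcal{R}_0,\mathcal{R}_1\subseteq\mathcal{T}$, and both would equal $\mathcal{T}$.
\end{itemize}
Write $\Psi_{r-1}(\xi,\eta)$ for $\Psi_{r-1}(B_0,B_1,\xi,\eta)$, so that $\Lambda(\xi\otimes\eta)=\sum_j\Psi_{r-1}(\xi,B_j\eta)\otimes|j\rangle$. We go through the possible types of the form $\beta(s,t)=\det(sB_0+tB_1)$.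

\emph{The form vanishes identically.} Then both matrices have rank at most one, $B_j=p_jq_j^T$, and $\beta(s,t)=st\det(p_0,p_1)\det(q_0,q_1)$. If $q_0,q_1$ are dependent, there is $\eta\ne0$ with $B_0\eta=B_1\eta=0$, and $\Lambda$ is not injective. If $p_0,p_1$ are dependent, we can write $B_j=u\,\tilde q_j^{\,T}$ with a fixed $u$. Then $B_j\eta$ is a multiple of $u$, and $\Psi_{r-1}(\xi,u)=(\xi^Tu)\,\psi$ with $\psi=\sum\prod_{i}(\tilde q_{j_i}^{\,T}u)\,|j_1\dots j_{r-1}\rangle$. So $\mathcal{R}\subseteq\mathbb{C}\psi\otimes\mathbb{C}^2$, contrary to (2).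

\emph{The matrices are dependent.} If $B_j=\alpha_jB$, then $\operatorname{im}\Lambda\subseteq\mathbb{C}\alpha^{\otimes r}$ has dimension at most $1<2k$.

In the remaining cases $B_0,B_1$ are independent and the pencil has an invertible member $C$. Let $C'$ be a second member independent of $C$. The matrix $C^{-1}C'$ is not scalar, and its eigenvalues correspond to the roots of $\beta$.

\emph{The form has a double root.} Then $C^{-1}C'$ is similar to a Jordan block, so $B_j=P'(\alpha_jI+\gamma_j\mathcal{N})Q'$ with $P',Q'\in GL_2$, $\mathcal{N}=e_0e_1^T$, and $\alpha,\gamma\in\mathbb{C}^2$ independent because $B_0,B_1$ are. Put $\tau_e(\xi)=\Psi_{r-1}(\xi,P'e_e)$. Then $\Lambda(\xi\otimes Q'^{-1}e_0)=\tau_0(\xi)\otimes\alpha$ and $\Lambda(\xi\otimes Q'^{-1}e_1)=\tau_1(\xi)\otimes\alpha+\tau_0(\xi)\otimes\gamma$, so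
\[
\mathcal{R}=\{(\tau_0(\xi_0)+\tau_1(\xi_1))\otimes\alpha+\tau_0(\xi_1)\otimes\gamma:\ \xi_0,\xi_1\in\mathcal{X}\}.
\]
Choose $c$ with $v_c=\lambda\alpha+\nu\gamma$ and $\nu\neq0$. For $\psi\in\mathcal{R}_c$ the vector $\psi\otimes v_c$ lies in $\mathcal{R}$, so there are $\xi_0,\xi_1\in\mathcal{X}$ with
\begin{equation}\label{eq:jordan}
\nu\psi=\tau_0(\xi_1),\qquad \lambda\psi=\tau_0(\xi_0)+\tau_1(\xi_1).
\end{equation}
The first equation gives $\mathcal{R}_c\subseteq\tau_0(\mathcal{X})$; by dimension $\mathcal{R}_c=\tau_0(\mathcal{X})$ and $\tau_0$ is injective on $\mathcal{X}$. Hence every $\xi_1\in\mathcal{X}$ occurs in \eqref{eq:jordan}, for $\psi=\nu^{-1}\tau_0(\xi_1)$, and the second equation gives $\tau_1(\xi_1)\in\tau_0(\mathcal{X})$. So $\mathcal{R}\subseteq\tau_0(\mathcal{X})\otimes\mathbb{C}^2$, contrary to (2).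

\emph{The form has distinct roots.} Then $C^{-1}C'$ is diagonalizable, so $B_j=P'\operatorname{diag}(v_0'(j),v_1'(j))Q'$. Up to a constant $\beta$ is the product of the linear forms $sv'_c(0)+tv'_c(1)$, so $v'_0,v'_1$ are independent. For $0\neq\xi\in\mathcal{X}$ the vector $\Lambda(\xi\otimes Q'^{-1}e_c)=\Psi_{r-1}(\xi,P'e_c)\otimes v_c'$ is nonzero by injectivity, and (1) gives $[v_c']\in\{[v_0],[v_1]\}$. After a permutation, absorbed in $P'$ and $Q'$, and a rescaling, absorbed in $P'$, we have $v'_c=v_c$.
\end{proof}

\section{Three sites: proof of Theorem~\ref{thm:three}}\label{sec:three}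

Let $\theta\notin Z$, and write $\Psi=\Psi(\theta)=\Psi_{V,w}(z,x,y)$ with $x,y\in(\mathbb{C}^*)^2$ and $\Gamma_{01}\neq0$. By (M) we may take $S$ to be a chain of three sites, and then $n+n'=N-3\ge1$. By (R) we may assume $n'\ge1$. This assumption makes $K$ invertible, which is what splits the range along the last site of $S$.

\emph{The range.} By Lemma~\ref{lem:transfer}(b), $K$ is positive definite, and $\operatorname{ran}L$ is $\mathbb{C}x$ if $n=0$ and $\mathbb{C}^2$ if $n\ge1$. Let $k=\dim\operatorname{ran}L$. By Proposition~\ref{prop:rho}, $\operatorname{ran}\rho_S(\Psi)=\mathcal{R}_0\otimes v_0\oplus\mathcal{R}_1\otimes v_1$ with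
\[
\mathcal{R}_c=\Bigl\{\sum_as_a\,v_a\otimes m_{ac}:\ s\in\operatorname{ran}L\Bigr\},\qquad\dim\mathcal{R}_c=k .
\]
In the basis $v_0,v_1$ we have $\det(m_{a0},m_{a1})=zw^a(w-1)\ne0$. If $\sum s_av_a\otimes m_{a0}=\sum s'_av_a\otimes m_{a1}$, then $s_am_{a0}=s'_am_{a1}$ for each $a$, which forces $s=s'=0$. So $\mathcal{R}_0\cap\mathcal{R}_1=0$.

\emph{The pencil of a competitor.} Let $\Psi'=\Psi_N(B_0,B_1,\xi',\eta')$ satisfy $\rho_S(\Psi')=\rho_S(\Psi)$. In \eqref{eq:range} we have $\dim\mathcal{X}\le1=k$ if $n=0$ and $\dim\mathcal{X}\le2=k$ if $n\ge1$. Lemma~\ref{lem:pencil} with $r=3$ gives $B_j=P'\Delta_jQ'$ with the same $V$, and $\operatorname{im}\Lambda=\operatorname{ran}\rho_S(\Psi)$. Put $G'=Q'P'$. By Lemma~\ref{lem:diag}(a) for three sites, the components of $\operatorname{im}\Lambda$ along $v_0$ and $v_1$ give a second description,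
\[
\mathcal{R}_c=\Bigl\{\sum_as'_a\,v_a\otimes m'_{ac}:\ s'\in P'^{\,T}\mathcal{X}\Bigr\},\qquad m'_{ac}=\sum_bG'_{ab}G'_{bc}v_b .
\]

\emph{Coupling and fugacity.} Fix $c$. The vector $x$ lies in $\operatorname{ran}L$, so there is $s'$ with $x_am_{ac}=s'_am'_{ac}$ for both $a$. The left side is nonzero, so $m'_{ac}$ is a nonzero multiple of $m_{ac}$. Both coefficients of $m_{ac}$ are nonzero, so all entries of $G'$ are nonzero, and Lemma~\ref{lem:diag}(b) gives $G'_{ab}=g'p'^{\,a}q'^{\,b}w'^{\,ab}$ and $\Psi'=\Psi_{V,w'}(z',x',y')$ with $z'=p'q'$. Now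
\[
m'_{ac}=g'^{\,2}p'^{\,a}q'^{\,c}\bigl(v_0+z'w'^{\,a+c}v_1\bigr),
\]
and proportionality to $m_{ac}=v_0+zw^{a+c}v_1$ gives $z'w'^{\,a+c}=zw^{a+c}$ for all $a,c$. Hence $z'=z$ and $w'=w$.

\emph{The boundary vectors.} The two states now have the same $J$ and the same $E_z$. By Proposition~\ref{prop:rho}, $L'\otimes K'=L\otimes K\neq0$, where $L'=E_z^n(x'x'^{\,*})$ and $K'=E_z^{n'}(y'y'^{\,*})$. So $L'=\tau L$ and $K'=\tau^{-1}K$, with $\tau=\operatorname{tr}L'/\operatorname{tr}L>0$ because $L$ and $L'$ are nonzero and positive semidefinite. By Lemma~\ref{lem:transfer}(a), $x'x'^{\,*}=\tau xx^*$ and $y'y'^{\,*}=\tau^{-1}yy^*$. Thus $x'=\tau^{1/2}e^{i\vartheta}x$ and $y'=\tau^{-1/2}e^{i\vartheta'}y$, and $\Psi'=e^{i(\vartheta+\vartheta')}\Psi$. This proves Theorem~\ref{thm:three}.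

\begin{remark}
Condition (G1) provides the normal form and (G2) provides the shape of the range. Condition (G3) is used only in the last step, and for a chain of three sites it cannot be dropped. If $\Gamma_{01}=0$, then $E_z(yy^*)$ depends only on $|y_0|$ and $|y_1|$. So for $n'\ge1$, changing the phase of $y_1$ leaves $\rho_S$ unchanged, while by Lemma~\ref{lem:rigid} it changes the state by more than a phase. For $n\ge1$ the same holds with $x$.
\end{remark}

\section{Two sites: proof of Theorem~\ref{thm:two}}\label{sec:two}

By (M) the parameters determined by a one-site chain are determined by a two-site chain containing it, so we let $S=\{m,m+1\}$, with $n=m-1$ and $n'=N-m-1$. To show that a state is not determined it suffices to find a competitor, and we look for one with the same $V$ and $w$. By Proposition~\ref{prop:rho}, two such states have the same $\rho_S$ when they have the same $L$ and $K$. The scales of $L$ and $K$ can be adjusted by scaling $x$ and $y$, so the object to study is the map from $(z,[x],[y])$ to the pair $(L,K)$ up to positive factors.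

\subsection{The environment maps}
Fix $V$ and $w$. Let $\mathcal{H}$ be the set of positive definite Hermitian $2\times2$ matrices of trace one. It is an open ball in a real affine space of dimension three, and its boundary sphere consists of the rank one projections $xx^*/\|x\|^2$. Write $[X]=X/\operatorname{tr}X$. Let $\mathbb{T}=\{[x]\in\mathbb{CP}^1:x_0x_1\neq0\}$, $\mathcal{P}_1=\mathbb{T}$, and $\mathcal{P}_n=\mathbb{CP}^1$ for $n\ge2$. By Lemma~\ref{lem:transfer}(b) the map
\[
f_n:\mathbb{C}^*\times \mathcal{P}_n\to\mathcal{H},\qquad f_n(z,[x])=[E^n_z(xx^*)]\qquad(n\ge1)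
\]
is well defined; for $n=1$ the two points removed from $\mathbb{CP}^1$ are exactly those that would land on the boundary sphere. The map is real-analytic. Recall that a continuous map is \emph{proper} if preimages of compact sets are compact. Properness replaces the compactness of the curves $C_L$ of Section~\ref{sec:four}.

\begin{lemma}\label{lem:proper}
The map $f_n$ is proper.
\end{lemma}

\begin{proof}
It suffices to show that a sequence $(z_j,[x_j])$ with $f_n(z_j,[x_j])\to Y\in\mathcal{H}$ has a subsequence converging in $\mathbb{C}^*\times \mathcal{P}_n$. Since $0<Y_{11}/Y_{00}<\infty$, the bounds \eqref{eq:kappa}, applied to $X=E_{z_j}^{n-1}(x_jx_j^*)$, keep $z_j$ in a compact subset of $\mathbb{C}^*$. Pass to a subsequence with $z_j\to z\in\mathbb{C}^*$ and $[x_j]\to[x]\in\mathbb{CP}^1$. The matrix $E_z^n(xx^*)$ is nonzero, so $Y=[E_z^n(xx^*)]$ by continuity. If $n=1$ and $[x]\notin\mathbb{T}$, then $Y$ has rank one, which is impossible. So $[x]\in \mathcal{P}_n$.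
\end{proof}

\subsection{Slices of the parameter space}
An open set of parameters has to be converted into an open set of $(z,[x],[y])$ with $V$ and $w$ held fixed. Boundary vectors are moved directly. The fugacity is moved by inserting a diagonal matrix next to $\Delta_j$, which changes neither $V$ nor the cross-ratio $w$.

\begin{lemma}\label{lem:slice}
Let $\Omega\subseteq\mathbb{C}^{12}$ be non-empty and open. There are $V$ with $\langle v_0,v_1\rangle\ne0$, $w\notin\{0,1\}$ and a non-empty open set $U\subseteq\mathbb{C}^*\times\mathbb{T}\times\mathbb{T}$ such that each point of $U$ equals $(z,[x],[y])$ for the reduced data $(V,w,z,x,y)$ of a normal form of some $\theta\in\Omega\setminus Z$.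
\end{lemma}

\begin{proof}
The set $\Omega\setminus Z$ is open and non-empty by Proposition~\ref{prop:generic}. Take $\theta_0$ in it, with normal form $A_j=P\Delta_jQ$ and with $G,\hat\xi,\hat\eta,g,p,q,w$ as in Lemma~\ref{lem:diag}. For $\zeta\in\mathbb{C}^*$ and $\tilde\xi,\tilde\eta\in\mathbb{C}^2$ put $Q_\zeta=D_\zeta Q$ and
\[
\theta(\zeta,\tilde\xi,\tilde\eta)=\bigl(P\Delta_0Q_\zeta,\ P\Delta_1Q_\zeta,\ P^{-T}\tilde\xi,\ Q_\zeta^{-1}\tilde\eta\bigr).
\]
This depends continuously on its arguments and equals $\theta_0$ at $(1,\hat\xi,\hat\eta)$, so it lies in $\Omega\setminus Z$ on a neighborhood $O$ of that point. The matrix $Q_\zeta$ is a normal form of $\theta(\zeta,\tilde\xi,\tilde\eta)$ with the same $V$ and with $G$ replaced by $D_\zeta G$, which has entries $g(p\zeta)^aq^bw^{ab}$. The reduced data are $V$, $w$, $z=pq\zeta$, $x=D_{p\zeta}\tilde\xi$, $y=g^{N-1}D_q\tilde\eta$. The map $(\zeta,\tilde\xi,\tilde\eta)\mapsto(z,x,y)$ is a homeomorphism of $\mathbb{C}^*\times\mathbb{C}^2\times\mathbb{C}^2$, on $O$ the vectors $x,y$ have nonzero entries by (G2), and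 $(z,x,y)\mapsto(z,[x],[y])$ is open. Let $U$ be the image of $O$.
\end{proof}

\subsection{Two facts about smooth maps}
A point $\omega$ of the target of a smooth map $F$ is a \emph{regular value} if $dF$ is surjective at every point of $F^{-1}(\omega)$, and a \emph{critical value} otherwise; points outside the image are regular values. Sard's theorem says that the critical values have measure zero. The constant rank theorem says that if $dF$ has constant rank $r$ near a point, then in suitable local coordinates $F(u_1,\dots,u_d)=(u_1,\dots,u_r,0,\dots,0)$.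

\begin{lemma}\label{lem:inj}
Let $F$ be a smooth injective map from a non-empty manifold of dimension $d$ to a manifold of dimension $d'$. Then $dF$ has rank $d$ at some point. In particular $d\le d'$.
\end{lemma}

\begin{proof}
The maximal rank $r$ of $dF$ is attained on a non-empty open set, because a nonzero minor stays nonzero nearby. There the constant rank theorem applies, and the local model is injective only if $r=d$.
\end{proof}

\begin{lemma}\label{lem:parity}
Let $\mathcal{M}$ be a smooth manifold of dimension $d$ without boundary, $\mathcal{O}\subseteq\mathbb{R}^d$ convex and open, and $F:\mathcal{M}\to\mathcal{O}$ smooth, proper and not surjective. Then every regular value of $F$ has an even number of preimages.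
\end{lemma}

\begin{proof}
Let $\omega_1$ be a regular value and $\omega_0\notin F(\mathcal{M})$. We join them by an arc and count the ends of its preimage. The straight segment may meet critical values badly, so we perturb it: for $s$ in a small ball $\mathcal{B}\subset\mathbb{R}^d$ about $0$ the arc
\[
\gamma_s(t)=(1-t)\omega_0+t\omega_1+t(1-t)s,\qquad 0\le t\le1,
\]
lies in $\mathcal{O}$. Put $\Phi(t,u,s)=F(u)-\gamma_s(t)$. On $(0,1)\times\mathcal{M}\times\mathcal{B}$ the derivative of $\Phi$ in $s$ is $-t(1-t)I$, so $0$ is a regular value of $\Phi$. By parametric transversality (Sard's theorem applied to the projection $\Phi^{-1}(0)\to\mathcal{B}$), for almost every $s$ the point $0$ is a regular value of $\Phi_s=\Phi(\cdot,\cdot,s)$ on $(0,1)\times\mathcal{M}$. Fix such an $s$. At $t=0$ the map $\Phi_s$ has no zeros, and at a zero with $t=1$ its derivative in $u$ alone is surjective. Hence $\Phi_s^{-1}(0)\subseteq[0,1]\times\mathcal{M}$ is a $1$-manifold with boundary $\{1\}\times F^{-1}(\omega_1)$. It is a closed subset of $[0,1]\times F^{-1}(\gamma_s([0,1]))$,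 which is compact since $F$ is proper. A compact $1$-manifold is a finite union of circles and closed arcs, so it has an even number of boundary points.
\end{proof}

\subsection{The determined set has empty interior}
Suppose that all states with parameters in a non-empty open set $\Omega$ are determined by $\rho_S$. By (R) we may assume $S\neq\{N-1,N\}$, that is, $n'\ge1$. Take $V,w,U$ from Lemma~\ref{lem:slice}. Since \eqref{eq:family} is linear in $x$ and in $y$, fact (S) shows that $\Psi_{V,w}(z,x,y)$ is determined whenever $(z,[x],[y])\in U$.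

\emph{The end chain $S=\{1,2\}$.} Here $L=xx^*$ and $K=E_z^{N-2}(yy^*)$. Choose $x$ such that $U_x=\{(z,[y]):(z,[x],[y])\in U\}$ is non-empty; it is an open subset of the $4$-manifold $\mathbb{C}^*\times\mathbb{T}$. Let $(z,[y])$ and $(z',[y'])$ in $U_x$ have the same image under $f_{N-2}$. Rescale $y'$ so that the two matrices $K$ coincide. Then $\Psi_{V,w}(z,x,y)$ and $\Psi_{V,w}(z',x,y')$ have the same $\rho_S$, so they agree up to phase, and Lemma~\ref{lem:rigid} gives $(z',[y'])=(z,[y])$. Thus $f_{N-2}$ is injective on $U_x$ with values in the $3$-manifold $\mathcal{H}$, contrary to Lemma~\ref{lem:inj}.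

\emph{Inner chains, $n,n'\ge1$.} Let $\mathcal{M}=\mathbb{C}^*\times \mathcal{P}_n\times \mathcal{P}_{n'}$, a manifold of dimension six containing $U$ as an open subset, and
\[
F:\mathcal{M}\to\mathcal{H}\times\mathcal{H},\qquad F(z,[x],[y])=\bigl(f_n(z,[x]),\,f_{n'}(z,[y])\bigr).
\]
The target is a convex open subset of $\mathbb{R}^6$. We check the hypotheses of Lemma~\ref{lem:parity}.

The map $F$ is proper. A compact subset of the target lies in a product $\mathcal{C}\times\mathcal{C}'$ of compact sets, and $F^{-1}(\mathcal{C}\times\mathcal{C}')$ is homeomorphic to the closed subset of $f_n^{-1}(\mathcal{C})\times f_{n'}^{-1}(\mathcal{C}')$ where the two values of $z$ agree. This is compact by Lemma~\ref{lem:proper}.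

The map $F$ is not surjective, because both environments feel the same $z$. Take $(L,K)\in\mathcal{H}\times\mathcal{H}$ with $L_{11}/L_{00}=1$ and $K_{11}/K_{00}>\kappa^2$. If $(L,K)=F(z,[x],[y])$, then \eqref{eq:kappa} gives $|z|^2\le\kappa$ from $L$ and $|z|^2\ge\kappa^{-1}K_{11}/K_{00}>\kappa$ from $K$.

On the other hand, $F^{-1}(F(u))=\{u\}$ for every $u=(z,[x],[y])\in U$. Indeed, let $u'=(z',[x'],[y'])\in\mathcal{M}$ with $F(u')=F(u)$. Rescale $x'$ and $y'$ so that $L'=L$ and $K'=K$. Then $\Psi_{V,w}(z',x',y')$ has the same $\rho_S$ as the determined state $\Psi_{V,w}(z,x,y)$, and Lemma~\ref{lem:rigid} gives $u'=u$. Note that $u'$ ranges over all of $\mathcal{M}$ and not only over $U$.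

In particular $F|_U$ is injective, so by Lemma~\ref{lem:inj} there is $u\in U$ at which $dF$ has rank six. Since $u$ is the only preimage of $F(u)$, the point $F(u)$ is a regular value with exactly one preimage. This contradicts Lemma~\ref{lem:parity}, and the determined set has empty interior in all cases.

\subsection{From empty interior to an algebraic set}
A subset of $\mathbb{R}^d$ is \emph{semialgebraic} if it is a finite union of sets of the form $\{\pi=0,\ \pi_1>0,\dots,\pi_l>0\}$ with real polynomials $\pi,\pi_i$. The Tarski--Seidenberg theorem says that a set defined from polynomial equations and inequalities by logical connectives and by quantifiers over real variables is semialgebraic.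

\begin{lemma}\label{lem:semi}
A semialgebraic subset of $\mathbb{R}^d$ with empty interior is contained in a proper real-algebraic subset.
\end{lemma}

\begin{proof}
Such a set has dimension less than $d$, and so has its real Zariski closure \cite[\S2.8]{BCR}. Directly: a piece $\{\pi=0,\ \pi_i>0\}$ with $\pi\equiv0$ is open, hence empty, so the set lies in the zero set of the product of the polynomials $\pi\not\equiv0$ of the other pieces.
\end{proof}

The determined set is
\[
\bigl\{\theta:\ \forall\theta'\ \bigl[\rho_S(\Psi(\theta'))=\rho_S(\Psi(\theta))\Rightarrow\exists u\in\mathbb{C},\ |u|^2=1,\ \Psi(\theta')=u\Psi(\theta)\bigr]\bigr\},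
\]
and $\Psi$ and $\rho_S$ are polynomial in real and imaginary parts. So it is semialgebraic, and Lemma~\ref{lem:semi} completes the proof of Theorem~\ref{thm:two}.

\section{The generic fiber for end chains}\label{sec:fiber}

For end chains the range of $\rho_S$ has the shape required by Lemma~\ref{lem:pencil}, so all competitors can be listed, and the fiber of $\rho_S$ becomes a fiber of $f_{N-2}$.

\begin{theorem}\label{thm:fiber}
Let $N\ge4$ and $S=\{1,2\}$. Let $\theta$ satisfy \textup{(G1)--(G3)}, let $(V,w,z,x,y)$ be the reduced data of a normal form of $\theta$, and let $f_{N-2}$ be the environment map of $(V,w)$. The fiber of $\rho_S|_{\mathrm{OB}(2,2,N)}$ through $\Psi(\theta)$, modulo $S^1$, is in bijection with the compact set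
\[
f_{N-2}^{-1}\bigl(f_{N-2}(z,[y])\bigr)\subset\mathbb{C}^*\times\mathbb{CP}^1 .
\]
For generic $\theta$ this set is a finite non-empty disjoint union of circles. The same holds for $S=\{N-1,N\}$ with $x$ in place of $y$.
\end{theorem}

The last sentence follows from the others by (R). We write $f=f_{N-2}$ and $\mathcal{D}=\mathbb{C}^*\times\mathbb{CP}^1$; the domain of $f$ is all of $\mathcal{D}$ because $N-2\ge2$. The main point in the second assertion is that $f$ is a submersion somewhere.

\begin{lemma}\label{lem:rank}
Let $\langle v_0,v_1\rangle\neq0$. The set $\mathcal{Z}_{V,w}$ of points of $\mathcal{D}$ that $f$ maps to critical values has measure zero.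
\end{lemma}

\begin{proof}
\emph{Each $f(z,\cdot)$ is an embedding.} The map $T=E_z^{N-2}$ is a linear bijection on Hermitian matrices by Lemma~\ref{lem:transfer}(a), and $\operatorname{tr}T(X)>0$ on the closed ball $\overline{\mathcal{H}}$. The map $X\mapsto[T(X)]$ is injective on $\overline{\mathcal{H}}$, since $[T(X)]=[T(X')]$ makes $X,X'$ proportional with equal trace. Its derivative at $X$ kills a traceless $Y$ only if $T(Y)$ is a multiple of $T(X)$, that is, $Y$ is a multiple of $X$, that is, $Y=0$. Restricting to the boundary sphere, which is $\mathbb{CP}^1$, we see that $f(z,\cdot)$ is an injective immersion of a compact manifold. So $\Sigma_z=f(\{z\}\times\mathbb{CP}^1)$ is an embedded sphere in $\mathcal{H}$, and $df$ has rank at least two everywhere.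

\emph{The rank is three somewhere.} Suppose not. Then the rank is two everywhere, and we show that the spheres $\Sigma_z$ cannot move. Near a point $(z,[y])$ the constant rank theorem gives coordinates in which $f$ maps into a plane. The restriction of $f$ to $\{z\}\times\mathbb{CP}^1$ is an immersion of a surface into that plane, so its image contains a neighborhood of $f(z,[y])$ in the plane. Hence $f$ maps a neighborhood of $(z,[y])$ in $\mathcal{D}$ into $\Sigma_z$. By compactness of $\mathbb{CP}^1$, $\Sigma_{z'}\subseteq\Sigma_z$ for all $z'$ near $z$. The map $f(z',\cdot):\mathbb{CP}^1\to\Sigma_z$ is an immersion between surfaces, so its image is open; it is also compact, and $\Sigma_z$ is connected, so $\Sigma_{z'}=\Sigma_z$. Thus $\Sigma_z$ is locally constant, hence constant, on the connected set $\mathbb{C}^*$. But a fixed $Y\in\Sigma_1$ has $Y_{11}/Y_{00}>0$, while \eqref{eq:kappa} bounds this ratio by $\kappa|z|^2$ on $\Sigma_z$, which is a contradiction for small $z$.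

\emph{Measure zero.} Let $\mathcal{C}\subset\mathcal{D}$ be the set where $df$ has rank less than three. In each connected chart it is the zero set of a real-analytic function, the sum of the squares of the $3\times3$ minors. Since $\mathcal{D}$ is connected and $\mathcal{C}\neq\mathcal{D}$, the identity theorem shows that none of these functions vanishes identically, so $\mathcal{C}$ has measure zero. By Sard's theorem $f(\mathcal{C})$ has measure zero. Off $\mathcal{C}$ the map $f$ is locally a projection, so by Fubini's theorem $f^{-1}(f(\mathcal{C}))\setminus\mathcal{C}$ has measure zero. Finally $\mathcal{Z}_{V,w}=f^{-1}(f(\mathcal{C}))$.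
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:fiber}]
\emph{The fiber.} Let $\Psi=\Psi_{V,w}(z,x,y)$. Here $L=xx^*$, and $K=E_z^{N-2}(yy^*)$ is positive definite. By Proposition~\ref{prop:rho} the range of $\rho_S(\Psi)$ is $\mathbb{C}\psi_0\otimes v_0\oplus\mathbb{C}\psi_1\otimes v_1$ with $\psi_c=\sum_ax_aw^{ac}v_a$, and $\det(\psi_0,\psi_1)=x_0x_1(w-1)\neq0$ in the basis $v_0,v_1$. Let $\Psi'=\Psi_N(B_0,B_1,\xi',\eta')$ have the same $\rho_S$. Lemma~\ref{lem:pencil} with $r=2$, $k=1$, $\mathcal{X}=\mathbb{C}\xi'$ gives $B_j=P'\Delta_jQ'$. With $G'=Q'P'$ and $\hat\xi'=P'^{\,T}\xi'$, comparing the components of $\operatorname{im}\Lambda$ along $v_c$ by Lemma~\ref{lem:diag}(a) gives $\hat\xi'_aG'_{ac}=\lambda_cx_aw^{ac}$ with $\lambda_c\neq0$. So all entries of $G'$ are nonzero, Lemma~\ref{lem:diag}(b) gives $\Psi'=\Psi_{V,w'}(z',x',y')$, and the relation becomes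
\[
g'q'^{\,c}\,x'_aw'^{\,ac}=\lambda_c\,x_aw^{ac}.
\]
For $c=0$ this gives $[x']=[x]$, and then for $c=1$ the quotient of the equations with $a=1$ and $a=0$ gives $w'=w$. Moving a scalar from $x'$ to $y'$, we have $\Psi'=\Psi_{V,w}(z',x,y')$, with $y'\neq0$ because $\rho_S(\Psi')\ne0$. By Proposition~\ref{prop:rho}, $xx^*\otimes K'=xx^*\otimes K$, so $K'=K$ and $f(z',[y'])=f(z,[y])$.

Conversely, if $f(z',[y'])=f(z,[y])$, then $y'$ can be scaled, uniquely up to phase, so that $K'=K$, and $\Psi_{V,w}(z',x,y')$ lies in the fiber. This defines a map from $f^{-1}(f(z,[y]))$ to the fiber modulo $S^1$. It is surjective by the previous paragraph and injective by Lemma~\ref{lem:rigid}, which applies because $x_0\neq0$. Compactness is Lemma~\ref{lem:proper}.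

\emph{Genericity.} If $f(z,[y])$ is a regular value, its preimage is a compact $1$-manifold without boundary containing $(z,[y])$, that is, a finite non-empty disjoint union of circles. Let $\mathcal{A}$ be the set of $\theta\notin Z$ that have a normal form whose reduced data satisfy $(z,[y])\in\mathcal{Z}_{V,w}$. We must show that $\mathcal{A}$ lies in a proper real-algebraic set.

The set $\mathcal{A}$ is semialgebraic. It is defined by $\theta\notin Z$ and the existence of $P,Q\in GL_2$, $\mu_0,\mu_1$, $z'\neq0$, $y'\neq0$ and $\tau>0$ with $A_0=PQ$, $A_1=P\operatorname{diag}(\mu_0,\mu_1)Q$, $E^{N-2}_{z'}(y'y'^{\,*})=\tau E_z^{N-2}(yy^*)$, and $df$ of rank less than three at $(z',[y'])$. Here $w,z,y$ are rational in $P,Q,\eta$ with nonvanishing denominators. The rank condition is the vanishing of the $3\times3$ minors of the Jacobian of the rational map $(z',y')\mapsto[E_{z'}^{N-2}(y'y'^{\,*})]$, which has the same rank as $df$ because $y'\mapsto[y']$ is a submersion.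

Next we record how the reduced data depend on the normal form. The rows of $Q$ are left eigenvectors of $M$, so $Q$ is unique up to rescaling and exchanging rows. Multiplying the rows by $s_0,s_1$ replaces $G_{ab}$ by $s_aG_{ab}s_b^{-1}$ and $\hat\eta_a$ by $s_a\hat\eta_a$; then $p$ and $q$ are multiplied by $s_1/s_0$ and $s_0/s_1$, and $V,w,z,[y]$ do not change. Exchanging the rows replaces $V$ by $\bar V=[v_1\;v_0]$, keeps $w$, and replaces $p$ by $G_{01}/G_{11}=1/(pw)$, $q$ by $G_{10}/G_{11}=1/(qw)$ and $\hat\eta$ by $(\hat\eta_1,\hat\eta_0)$. So it replaces $(z,[y])$ by $\sigma(z,[y])$, where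
\[
\sigma(z,[y_0:y_1])=\bigl(1/(zw^2),\,[wy_1:y_0]\bigr)
\]
is a diffeomorphism of $\mathcal{D}$.

Suppose $\mathcal{A}$ contains a non-empty open set $\Omega$, and take $V,w,U$ from Lemma~\ref{lem:slice}. For each $(z,[x],[y])\in U$ the corresponding $\theta$ lies in $\mathcal{A}$, so $(z,[y])\in\mathcal{Z}_{V,w}\cup\sigma^{-1}(\mathcal{Z}_{\bar V,w})$. This union has measure zero by Lemma~\ref{lem:rank}, while the projection of $U$ to $\mathcal{D}$ is non-empty and open. Hence $\mathcal{A}$ has empty interior, and by Lemma~\ref{lem:semi} it lies in a proper real-algebraic set $Z'$. Outside $Z\cup Z'$ the conclusion holds for every normal form.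
\end{proof}

\begin{thebibliography}{9}

\bibitem{BCR}
Bochnak, Coste and Roy, \emph{Real Algebraic Geometry}.

\bibitem{CM}
Andrew Critch and Jason Morton, \emph{Algebraic Geometry of Matrix Product States}, arXiv:1210.2812 (2012).

\end{thebibliography}
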